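# Tracial strategies for projection games, independently of the context size

## 1. Large contexts, and the guess that they must cost something

A referee has a list of constraints. He sends Alice one constraint and sends Bob one variable of that constraint. Alice must answer with values for all variables of her constraint that satisfy it, and Bob's value for his variable must agree with hers. Suppose that Alice and Bob, who share entanglement and cannot talk, pass with probability $1-\varepsilon$. Can they then also pass with probability close to $1$ when the state they measure is a *trace*? Trace means that cyclic permutation is allowed inside expectation values, and the algebra becomes much easier. A known theorem says yes, with loss $O((L\varepsilon)^{1/4})$, where $L$ is the largest number of variables in a constraint. The question of this lecture is whether $L$ can be removed.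

The natural first guess is that it cannot. Bob's question inspects only one of the $L$ variables, so a loss of $\varepsilon$ allows *each* of Alice's $L$ values to be wrong with probability about $\varepsilon$. When $L\gg1/\varepsilon$, her complete assignment is then almost surely wrong somewhere. But her strategy consists of complete assignments, so a theorem that reshapes her strategy seems bound to see the complete assignment, and hence to pay for $L$.

We fix the definitions and then test this guess.

**Definition (games).** A two-player nonlocal game consists of finite question sets $X$ (Alice) and $Y$ (Bob), finite answer sets $A_x$ for $x\in X$ (Alice) and $B$ (Bob), a probability distribution $\pi$ on $X\times Y$, and a predicate $V(a,b|x,y)\in\{0,1\}$. It is a *projection game* if for all $x,y$ and every $a\in A_x$ there is at most one $b\in B$ with $V(a,b|x,y)=1$. In that case let $\lambda_{xy}(a)\in B\cup\{\perp\}$ be this $b$, or $\perp$ if there is none. The players win on $(x,y)$ exactly when $\lambda_{xy}(a)=b$. We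 call $\lambda_{xy}(a)$ the *label* of $a$ at $y$.

**Definition (constraint systems).** A constraint system (CS) has finitely many variables over a finite alphabet $\Sigma$ and finitely many constraints. A constraint $c$ is given by its context, a non-empty set of variables, and a set of satisfying assignments to the context. In the constraint-variable game, Alice's questions are constraints with answers $A_c=\Sigma^{\mathrm{context}(c)}$, and Bob's questions are variables with answers $B=\Sigma$. The referee samples $c$ from a given distribution and $v$ uniformly from the context of $c$. The predicate is $V(a,b|c,v)=1$ iff $a$ satisfies $c$ and $b=a(v)$. This is a projection game: $\lambda_{cv}(a)=a(v)$ if $a$ satisfies $c$, and $\lambda_{cv}(a)=\perp$ otherwise. In general $L$ denotes the inverse of the minimal conditional probability $\pi(y|x)$ over pairs with $\pi(x,y)>0$. For CS games, $L$ is the maximum context size.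

For example, one constraint $v_1v_2=1$ on two $\pm1$ variables has the satisfying assignments $(+,+)$ and $(-,-)$. The label of $(+,+)$ at $v_1$ is $+$, the label of $(+,-)$ at $v_1$ is $\perp$, and $L=2$.

**Definition (correlations).** A POVM is a finite family of positive operators with sum $1$. It is a PVM if the operators are projections. A *commuting-operator strategy* is a Hilbert space $H$, a unit vector $\psi$, and POVMs $\{A^x_a\}_a$, $\{B^y_b\}_b$ on $H$ with $[A^x_a,B^y_b]=0$. Its correlation is $p(a,b|x,y)=\langle\psi,A^x_aB^y_b\psi\rangle$. It is a *quantum* strategy if $\dim H<\infty$. A *tracial correlation* is $p(a,b|x,y)=\tau(A^x_aB^y_b)$ with $\tau$ a tracial state on a von Neumann algebra $\mathcal M$ and PVMs $\{A^x_a\}_a,\{B^y_b\}_b$ in $\mathcal M$. It is finite-dimensional if $\mathcal M$ is. The losing probability is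
$$\varepsilon=\sum_{x,y}\pi(x,y)\,\varepsilon_{xy},\qquad \varepsilon_{xy}=1-\sum_{b\in B}\ \sum_{a:\lambda_{xy}(a)=b}p(a,b|x,y). \tag{1}$$

Note the two changes in a tracial correlation: the state is a trace, and the measurements are projective. Alice's and Bob's operators need not commute in $\mathcal M$. For instance, in $M_n(\mathbb C)$ with normalized trace $\mathrm{tr}$, two PVMs give $p(a,b)=\mathrm{tr}(A_aB_b)$. This is the correlation of the maximally entangled state on $\mathbb C^n\otimes\mathbb C^n$ when Alice measures $A_a$ and Bob measures the transpose of $B_b$.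

**Known result.** If a commuting-operator (respectively quantum) correlation wins a constraint-variable CS game with probability $1-\varepsilon$, then a tracial (respectively finite-dimensional tracial) correlation wins it with probability at least $1-O((L\varepsilon)^{1/4})$, with an absolute constant.

The problem is taken from Eric Culf, "Almost perfect strategies for projection games are approximately tracial", arXiv:2603.14746 (2026). It asks whether there is a function $f:[0,1]\to[0,1]$ with $f(\varepsilon)\to0$ as $\varepsilon\to0$, independent of the game, such that for every constraint-variable CS game with arbitrary context sizes, a commuting-operator correlation winning with probability $1-\varepsilon$ can be replaced by a tracial one winning with probability at least $1-f(\varepsilon)$.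

**Conventions.** Inner products are linear in the second variable, and $\|z\|_2=\tau(z^*z)^{1/2}$. For a POVM $(C^x_a)_a$ indexed by Alice's answers put
$$C^{xy}_b=\sum_{a:\lambda_{xy}(a)=b}C^x_a\quad(b\in B),\qquad\text{so}\quad \sum_{b\in B}C^{xy}_b\le1 .$$
If $(C^x_a)_a$ and $(D^y_b)_b$ are POVMs in an algebra with tracial state $\tau$, then $(a,b)\mapsto\tau(C^x_aD^y_b)$ is a probability distribution, since $\tau(CD)=\tau(C^{1/2}DC^{1/2})\ge0$. We call this a *tracial POVM correlation*. Its loss on $(x,y)$ is
$$t_{xy}=1-\sum_{b\in B}\tau(C^{xy}_bD^y_b)\in[0,1]. \tag{2}$$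

## 2. The guess on simple cases

We test the guess on tracial POVM correlations, so that only one thing is missing: projectivity. One inequality will be used throughout.

**Lemma 1 (coarse-grained answers are nearly projective).** For a tracial POVM correlation with loss $t=t_{xy}$ on $(x,y)$,
$$\sum_{b\in B}\tau\bigl((C^{xy}_b)^2\bigr)\ge(1-t)^2\ge1-2t,\qquad \sum_{b\in B}\tau\bigl((D^y_b)^2\bigr)\ge(1-t)^2\ge1-2t .$$

*Proof.* By Cauchy–Schwarz,
$$1-t=\sum_b\tau(C^{xy}_bD^y_b)\le\Bigl(\sum_b\tau((C^{xy}_b)^2)\Bigr)^{1/2}\Bigl(\sum_b\tau((D^y_b)^2)\Bigr)^{1/2}.$$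
Since $0\le C^{xy}_b\le1$, we have $(C^{xy}_b)^2\le C^{xy}_b$, so the first sum is at most $\sum_b\tau(C^{xy}_b)\le1$. The second is at most $1$ in the same way. Hence each sum is at least $(1-t)^2$. $\blacksquare$

**Case A: perfect play.** Suppose $t_{xy}=0$ whenever $\pi(x,y)>0$. We claim that then PVMs in the *same* algebra win perfectly, whatever $L$ is.

**Lemma 2.** Let $\tau$ be a faithful tracial state on $M$, and let $(C^x_a)_a,(D^y_b)_b$ be POVMs in $M$ with $t_{xy}=0$ for all $(x,y)$ with $\pi(x,y)>0$. Then there are PVMs in $M$ whose correlation wins with probability $1$.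

*Proof.* Let $\pi(x,y)>0$. By Lemma 1, $\sum_b\tau((C^{xy}_b)^2)=1$. As $\tau((C_b^{xy})^2)\le\tau(C^{xy}_b)$ and $\sum_b\tau(C^{xy}_b)\le1$, equality holds everywhere. By faithfulness each $C^{xy}_b$ is a projection and $\sum_{b\in B}C^{xy}_b=1$. In the same way $(D^y_b)_b$ is a PVM. Finally
$$\sum_b\|C^{xy}_b-D^y_b\|_2^2=1+1-2\sum_b\tau(C^{xy}_bD^y_b)=0,$$
so $C^{xy}_b=D^y_b$.

Fix $x$ and let $Y_x=\{y:\pi(x,y)>0\}$. Suppose it is non-empty. If $C^x_a\ne0$ and $y\in Y_x$, then $\lambda_{xy}(a)\neq\perp$, because $\sum_{b\in B}C^{xy}_b=1$ leaves nothing for $\perp$. Also $C^x_a\le C^{xy}_{\lambda_{xy}(a)}$. Since the $C^{xy}_b$ are orthogonal projections, this gives $C^{xy}_bC^x_a=C^x_aC^{xy}_b$, which is $C^x_a$ if $b=\lambda_{xy}(a)$ and $0$ otherwise. So each $C^{xy}_b$ commutes with all $C^x_a$, hence with all $C^{xy'}_{b'}$, which are sums of them. For $\beta=(\beta_y)_{y\in Y_x}$ define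
$$\Pi_\beta=\prod_{y\in Y_x}C^{xy}_{\beta_y}=\Pi_\beta\sum_aC^x_a=\sum_{a:\ \lambda_{xy}(a)=\beta_y\ \forall y\in Y_x}C^x_a .$$
The $\Pi_\beta$ are orthogonal projections with sum $1$. If $\Pi_\beta\ne0$, some $a$ has all labels $\beta$. Choose one, call it $a(\beta)$, and set $Q^x_{a(\beta)}=\Pi_\beta$, with all other $Q^x_a=0$. Then
$$\sum_{a:\lambda_{xy}(a)=b}Q^x_a=\sum_{\beta:\beta_y=b}\Pi_\beta=C^{xy}_b=D^y_b ,$$
so the loss of $(Q^x,D^y)$ on $(x,y)$ is $1-\sum_b\tau(D^y_b)=0$. For questions of probability $0$ take arbitrary PVMs. $\blacksquare$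

So at $\varepsilon=0$ the guess is not supported: $L$ plays no role.

**Case B: independent noise.** Let there be one constraint on $L$ binary variables, with all $2^L$ assignments allowed. Bob always answers $0$. Alice makes each of her bits equal to $1$ independently with probability $\varepsilon\le\frac12$. The loss is exactly $\varepsilon$. Here $M=\mathbb C$ and $C_a=\varepsilon^{|a|}(1-\varepsilon)^{L-|a|}$, where $|a|$ is the number of ones. Then
$$\sum_a\tau(C_a^2)=\bigl((1-\varepsilon)^2+\varepsilon^2\bigr)^L ,\qquad \max_aC_a=(1-\varepsilon)^L, \tag{3}$$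
and both tend to $0$ as $L\to\infty$. A PVM in $\mathbb C$ is a deterministic answer, and it agrees with Alice's own answer with probability at most $(1-\varepsilon)^L$. So the heuristic behind the guess is right: no PVM in $M$ is near Alice's POVM.

Yet we can make Alice projective at no cost. Enlarge $M=\mathbb C$ to the functions on $\{0,1\}^L$, with trace $\tau(F)=\sum_aF(a)C_a$, and let $Q_a$ be the indicator of $\{a\}$. Then $\tau(Q_a)=C_a$, and the correlation has not changed at all.

**Case C: commutative $M$.** The same works if $M=L^\infty(\Omega)$. Order Alice's answers, and in $L^\infty(\Omega\times[0,1])$ let $Q_a$ be the indicator of $\{(\omega,s):s\in I_a(\omega)\}$, where the $I_a(\omega)$ are consecutive intervals of length $C_a(\omega)$ that partition $[0,1]$ up to endpoints. Averaging over $s$ gives back $C_a$. Giving Alice and Bob separate auxiliary variables $s,s'$ for each question yields $\tau(Q^x_aR^y_b)=\tau(C^x_aD^y_b)$ exactly, for every $L$.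

The simple cases therefore point against the guess. They also suggest a principle: do not look for a PVM inside $M$, but enlarge $M$.

## 3. What is true

**Theorem 1.** Put
$$f(\varepsilon)=\min\bigl\{1,\ \sqrt\varepsilon\,\bigl(19+\tfrac52\log\tfrac1\varepsilon\bigr)\bigr\},\qquad f(0)=0 .$$
Let a projection game (in particular, a constraint-variable CS game with arbitrary context sizes) have a commuting-operator correlation winning with probability $1-\varepsilon$. Then some tracial correlation wins with probability at least $1-f(\varepsilon)$.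

**Theorem 2.** If the given correlation is quantum, the tracial correlation in Theorem 1 can be taken finite-dimensional.

**Theorem 3.** If $f$ has the property asked for in the problem, even only for CS games with contexts of size $\le4$, then $f(\varepsilon)\ge2\cdot10^{-6}\sqrt\varepsilon$ for all $\varepsilon\in(0,1]$.

Thus the dependence on $L$ can be removed, and the rate in Theorem 1 is optimal up to the factor $\log(1/\varepsilon)$. The arguments below do not decide whether this factor is needed.

The proof of Theorem 1 has two halves. The first (Sections 4 and 5) replaces the state by a trace, keeping POVMs. The second (Sections 6 to 8) makes the POVMs projective.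

## 4. Density matrices cut at a random threshold

This section explains the first half in finite dimension, where it is a computation with matrices. It is also the form needed for Theorem 2.

**Step 1. Reduce to a cyclic and separating vector.** This works for any commuting-operator strategy. Let $N_A$ be the von Neumann algebra generated by the $A^x_a$, and let $e'\in N_A'$ be the projection onto $\overline{N_A\psi}$. On $e'H$ replace $A$ by $Ae'$ and $B$ by $e'Be'$. These are still commuting POVMs, because $B\in N_A'$. The correlation is unchanged, since $\langle\psi,Ae'B\psi\rangle=\langle e'A\psi,B\psi\rangle=\langle A\psi,B\psi\rangle$. Now $\psi$ is cyclic for $N_1=N_Ae'$. Let $e_1$ be the projection of $e'H$ onto $\overline{N_1'\psi}$. It lies in $N_1''=N_1$. On its range replace $A$ by $e_1Ae_1$ and $B$ by $Be_1$. The correlation is again unchanged, by the same computation with the roles exchanged. Put $N=e_1N_1e_1$, whose commutant is $N_1'e_1$. Then $N\psi=e_1N_1\psi$ is dense and $N'\psi$ is dense. So $A^x_a\in N$, $B^y_b\in N'$,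 and $\psi$ is cyclic for both $N$ and $N'$. In particular $\psi$ is separating for $N$: if $a\psi=0$ with $a\in N$, then $a=0$.

**Step 2. Recall modular theory.** The map $a\psi\mapsto a^*\psi$ ($a\in N$) is closable. Its closure has polar decomposition $S=J\Delta^{1/2}$, with $J$ an antiunitary involution and $\Delta$ positive and nonsingular. The Tomita–Takesaki theorem says
$$JNJ=N',\qquad \Delta^{it}N\Delta^{-it}=N,\qquad J\Delta J=\Delta^{-1},$$
and $J\psi=\psi$, $\Delta\psi=\psi$. For $a\in N$ we have $\Delta^{1/2}a\psi=JS\,a\psi=Ja^*\psi$. For self-adjoint $a$ this reads $\Delta^{1/2}a\psi=Ja\psi$. Set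
$$\hat B^y_b:=JB^y_bJ\in N,$$
a POVM in $N$. Since $B^y_b\psi=J\hat B^y_bJ\psi=J\hat B^y_b\psi=\Delta^{1/2}\hat B^y_b\psi$,
$$\langle\psi,A^x_aB^y_b\psi\rangle=\langle A^x_a\psi,\Delta^{1/2}\hat B^y_b\psi\rangle . \tag{4}$$
Both parties' operators now live in the same algebra $N$, which is where a trace should act.

**The finite-dimensional picture.** Let $\dim H<\infty$. Let $\mathrm{Tr}$ be a faithful trace on $N$ and write $\langle\psi,a\psi\rangle=\mathrm{Tr}(ha)$ with $h\in N$ positive. It is invertible because $\psi$ is separating. Identify $a\psi$ with $ah^{1/2}\in N$, with inner product $\mathrm{Tr}(z^*w)$. Then $Jz=z^*$ and $\Delta z=hzh^{-1}$: indeed $\Delta^{1/2}(ah^{1/2})=h^{1/2}a$ and $J$ maps this to $a^*h^{1/2}$. For $N=M_n$, $h=\mathrm{diag}(h_1,\dots,h_n)$ and matrix units $E_{st}$ we have $\Delta E_{st}=(h_s/h_t)E_{st}$.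

Let $h$ have eigenvalues $\lambda_1>\dots>\lambda_m>\lambda_{m+1}:=0$ and spectral projections $p_\lambda$. On $p_sNp_t$ the operator $\Delta$ is multiplication by $s/t$, so for self-adjoint $a,b\in N$ and any function $F$
$$\langle a\psi,F(\Delta)b\psi\rangle=\sum_{s,t}F(s/t)\,\mathrm{Tr}(h^{1/2}a\,p_sbh^{1/2}p_t)=\sum_{s,t}t\,F(s/t)\,\mathrm{Tr}(p_ta\,p_sb). \tag{5}$$
With $F(r)=\sqrt r$ the weight is $\sqrt{st}$. By (4), the players' correlation is a sum with weights $\sqrt{st}$. Which weights can a trace produce?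

Cut $h$ at a threshold. Let $e_j=1_{[\lambda_j,\infty)}(h)$. Then $h=\sum_j(\lambda_j-\lambda_{j+1})e_j$, because on $p_{\lambda_i}$ the right side is $\sum_{j\ge i}(\lambda_j-\lambda_{j+1})=\lambda_i$. On $M=\bigoplus_je_jNe_j$ define
$$\tau\bigl(\oplus_jz_j\bigr)=\sum_j(\lambda_j-\lambda_{j+1})\mathrm{Tr}(z_j).$$
This is a faithful trace, and $\tau(1)=\mathrm{Tr}(h)=1$. Compress: $a\mapsto\bigoplus_je_jae_j$ maps POVMs in $N$ to POVMs in $M$. Then
$$\tau\bigl(\oplus e_jae_j\cdot\oplus e_jbe_j\bigr)=\sum_j(\lambda_j-\lambda_{j+1})\mathrm{Tr}(e_jae_jb)=\sum_{s,t}\min(s,t)\,\mathrm{Tr}(p_tap_sb)=\langle a\psi,\min(1,\Delta)b\psi\rangle. \tag{6}$$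
The middle equality holds because $p_t,p_s$ both survive the cut $j$ iff $\lambda_j\le\min(s,t)$. The last is (5) with $F(r)=\min(1,r)$.

So the passage to the trace replaces the weight $\sqrt{st}$ by $\min(s,t)$, that is, $\Delta^{1/2}$ by $\min(1,\Delta)$. These agree when $s=t$. An almost perfect strategy will be seen to put almost all its mass near $s=t$.

## 5. The threshold in the modular crossed product

**Proposition 1.** Given a commuting-operator strategy losing with probability $\varepsilon_{xy}$ on $(x,y)$, there are a von Neumann algebra $M$ with a faithful normal tracial state $\tau$ and POVMs $(C^x_a)_a,(D^y_b)_b$ in $M$ with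
$$\sum_{b}\tau(C^{xy}_bD^y_b)\ \ge\ 1-\varepsilon_{xy}-2\sqrt{\varepsilon_{xy}}\qquad\text{for all }x,y .$$

*Proof.* Apply Steps 1 and 2 of Section 4. In general $N$ has no density matrix. The next step supplies one by adjoining an extra variable.

**Step 1. Build a corner that replaces $\bigoplus_je_jNe_j$.** On $L^2(\mathbb R;H)$ let $N$ act by $(a\xi)(u)=a\,\xi(u)$, and let $h$ be the positive nonsingular operator with
$$(h^{it}\xi)(u)=e^{itu}\Delta^{it}\xi(u),$$
so $h$ is "$e^u\Delta$ in the fiber over $u$". Let $\tilde N=\{N,h^{it}:t\in\mathbb R\}''$. The threshold projection is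
$$e=1_{(1,\infty)}(h)\in\tilde N,\qquad (e\xi)(u)=1_{(e^{-u},\infty)}(\Delta)\,\xi(u).$$
Let $\Omega(u)=e^{-u/2}1_{u>0}\,\psi$. It is a unit vector because $\int_0^\infty e^{-u}du=1$. Also $e\Omega=\Omega$, because $\Delta\psi=\psi$ and $1>e^{-u}$ for $u>0$. Put $\tau(\cdot)=\langle\Omega,\cdot\,\Omega\rangle$.

**Step 2. Show that $\tau$ is tracial on $e\tilde Ne$.** In each fiber $h^{it}ah^{-it}=\Delta^{it}a\Delta^{-it}\in N$ for $a\in N$. Hence the span of the elements $ah^{it}$ is closed under products and adjoints, and it is ultraweakly dense in $\tilde N$. The state $\tau$ is normal, and multiplication is separately ultraweakly continuous. So it suffices to prove, for $a,b\in N$ and $s,t\in\mathbb R$,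
$$\tau(e\,ah^{it}\,e\,bh^{is}\,e)=\tau(e\,bh^{is}\,e\,ah^{it}\,e). \tag{7}$$

Let $E$ be the spectral measure of $\Delta$ and $\mu(\cdot)=\langle a^*\psi,E(\cdot)b\psi\rangle$. Since $e\Omega=\Omega$ and $(h^{is}\Omega)(u)=e^{isu}\Omega(u)$, the left side of (7) is
$$\int_0^\infty e^{-u}e^{isu}\bigl\langle a^*\psi,(e^u\Delta)^{it}1_{e^u\Delta>1}\,b\psi\bigr\rangle du=\iint_{u>0,\ re^u>1}e^{-u}e^{isu}(re^u)^{it}\,du\,d\mu(r).$$

For the right side we need the measure $\langle b^*\psi,E(\cdot)a\psi\rangle$ in terms of $\mu$. From $\Delta^{1/2}a\psi=Ja^*\psi$ we get $b^*\psi=J\Delta^{1/2}b\psi$ and $a\psi=J\Delta^{1/2}a^*\psi$. Since $J$ is antilinear and $J\Delta J=\Delta^{-1}$, we have $g(\Delta)J=J\bar g(\Delta^{-1})$ for bounded Borel $g$. Using $\langle Jz,Jw\rangle=\langle w,z\rangle$,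
$$\langle b^*\psi,g(\Delta)a\psi\rangle=\langle\bar g(\Delta^{-1})\Delta^{1/2}a^*\psi,\Delta^{1/2}b\psi\rangle=\int g(1/r)\,r\,d\mu(r), \tag{8}$$
where $r\,d\mu(r)=d\langle\Delta^{1/2}a^*\psi,E(\cdot)\Delta^{1/2}b\psi\rangle$ is a finite complex measure. Apply (8) with $g(r)=(e^ur)^{is}1_{e^ur>1}$. The right side of (7) becomes
$$\iint_{u>0,\ e^u/r>1}e^{-u}e^{itu}(e^u/r)^{is}\,r\,du\,d\mu(r).$$
For fixed $r$ substitute $u=w+\log r$. Then $e^u/r=e^w$, $e^{-u}r=e^{-w}$ and $e^{itu}=(re^w)^{it}$. The condition $e^u/r>1$ becomes $w>0$, and $u>0$ becomes $re^w>1$. We obtain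
$$\iint_{w>0,\ re^w>1}e^{-w}(re^w)^{it}e^{isw}\,dw\,d\mu(r),$$
which is the left side of (7). Fubini applies throughout, since $e^{-u}1_{u>0}du$, $\mu$ and $r\,d\mu$ are finite.

**Step 3. Compute $\tau$ on compressions.** For self-adjoint $a,b\in N$, the left-side formula with $s=t=0$ gives
$$\tau(eae\cdot ebe)=\int_0^\infty e^{-u}\langle a\psi,1_{(e^{-u},\infty)}(\Delta)b\psi\rangle\,du=\langle a\psi,\min(1,\Delta)b\psi\rangle, \tag{9}$$
because $\int_0^\infty e^{-u}1_{re^u>1}\,du$ equals $1$ for $r\ge1$ and $\int_{\log(1/r)}^\infty e^{-u}du=r$ for $r<1$. This is (6) without a density matrix.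

**Step 4. Make the trace faithful.** The set of $w\in e\tilde Ne$ with $\tau(w^*w)=0$ is a left ideal. It is closed under adjoints by traciality, hence two-sided. So it is the kernel of the (normal) GNS representation of $\tau$, and it equals $(1-z)e\tilde Ne$ for a central projection $z$ of $e\tilde Ne$ with $\tau(z)=1$. Put
$$M=z\,e\tilde Ne\,z,\qquad C^x_a=z\,eA^x_ae\,z,\qquad D^y_b=z\,e\hat B^y_be\,z .$$
The state $\tau$ is faithful, normal and tracial on $M$. The $C^x$, $D^y$ are POVMs in $M$, whose unit is $z$. By (9), $\tau(C^x_aD^y_b)=\langle A^x_a\psi,\min(1,\Delta)\hat B^y_b\psi\rangle$.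

**Step 5. Estimate the loss.** Only this last formula is used, so in finite dimension the algebra of Section 4 may serve as $M$, by (6). Fix $(x,y)$, write $\varepsilon=\varepsilon_{xy}$, and set
$$\alpha_b=A^{xy}_b\psi,\qquad\beta_b=\hat B^y_b\psi,\qquad\xi_b=\alpha_b-\Delta^{1/2}\beta_b .$$
Since $(A^{xy}_b)^2\le A^{xy}_b$, we have $\sum_b\|\alpha_b\|^2\le1$. Also $\|\Delta^{1/2}\beta_b\|=\|J\beta_b\|=\|\beta_b\|$ and $\sum_b\|\beta_b\|^2\le1$. By (4) and (1), $\sum_b\langle\alpha_b,\Delta^{1/2}\beta_b\rangle=1-\varepsilon$. Expanding the square,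
$$\sum_b\|\xi_b\|^2\le1+1-2(1-\varepsilon)=2\varepsilon .$$

We want $\beta_b$ to be almost fixed by $\Delta^{1/2}$. Apply $J$: since $J\alpha_b=\Delta^{1/2}\alpha_b$ and $J\Delta^{1/2}\beta_b=\beta_b$,
$$J\xi_b=\Delta^{1/2}\alpha_b-\beta_b,\qquad\text{so}\qquad \xi_b+J\xi_b=(1+\Delta^{1/2})(\alpha_b-\beta_b).$$
With $R=(1+\Delta^{1/2})^{-1}$, where $0\le R\le1$, this says $\alpha_b-\beta_b=R\xi_b+RJ\xi_b$. Hence
$$(1-\Delta^{1/2})\beta_b=\xi_b-(\alpha_b-\beta_b)=(1-R)\xi_b-RJ\xi_b .$$
The row operator $(1-R,\,-R)$ has norm $\|(1-R)^2+R^2\|^{1/2}\le1$. So $\|(1-\Delta^{1/2})\beta_b\|^2\le\|\xi_b\|^2+\|J\xi_b\|^2=2\|\xi_b\|^2$, and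
$$\sum_b\|(1-\Delta^{1/2})\beta_b\|^2\le4\varepsilon .$$

Finally $\sqrt r-\min(1,r)=\min(1,\sqrt r)\,|1-\sqrt r|$ for $r>0$: for $r\le1$ it is $\sqrt r(1-\sqrt r)$, for $r\ge1$ it is $\sqrt r-1$. Therefore
$$\sum_b\langle\alpha_b,\min(1,\Delta)\beta_b\rangle\ge1-\varepsilon-\sum_b\|\alpha_b\|\,\|(1-\Delta^{1/2})\beta_b\|\ge1-\varepsilon-2\sqrt\varepsilon ,$$
using Cauchy–Schwarz over $b$ in the last step. The left side is $\sum_b\tau(C^{xy}_bD^y_b)$. $\blacksquare$

The context size has not appeared. It threatens to appear now.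

## 6. Rounding inside $M$, exact dilation, and where each stops

**Rounding.** The first thing to try is to replace the POVM $(C^c_a)_a$ of a constraint $c$ by a nearby PVM $(Q_a)_a$ in $M$. By Cauchy–Schwarz, $\sum_a\tau(C^c_aQ_a)\le(\sum_a\tau((C^c_a)^2))^{1/2}$, so this needs $\sum_a\tau((C^c_a)^2)$ to be close to $1$. What do we know about this sum? Let $(a',a)$ have law $\tau(C^c_{a'}C^c_a)$. By Lemma 1, $\Pr[\lambda_{cv}(a')\ne\lambda_{cv}(a)]\le2t_{cv}$ for each variable $v$ of $c$. If $a'\ne a$, then either both are unsatisfying, which has probability at most $\min_vt_{cv}$, or their labels differ at some $v$. Let $\bar t_c$ be the average of $t_{cv}$ over the context. A union bound gives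
$$1-\sum_a\tau((C^c_a)^2)=\Pr[a'\ne a]\le\bar t_c+\sum_v2t_{cv}\le(1+2L)\,\bar t_c .$$
Here is the factor $L$. Case B shows that it cannot be avoided along this route: there $\bar t_c=\varepsilon$, and (3) says $\Pr[a'\ne a]=1-((1-\varepsilon)^2+\varepsilon^2)^L$, which tends to $1$.

**Exact dilation.** The cure of Cases B and C was to enlarge $M$. In general this would mean a tracial algebra $\mathcal N\supset M$ and a PVM $(Q_a)_a$ in $\mathcal N$ with $E_M(Q_a)=C_a$. Here $E_M:\mathcal N\to M$ is the trace-preserving conditional expectation, the map determined by $\tau(mE_M(z))=\tau(mz)$ for $m\in M$. In Case C, $E_M$ is integration over $s$. For some POVMs this is impossible.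

**Example (trine).** Let $M=M_2(\mathbb C)$ with normalized trace, let $P_1,P_2,P_3$ be the projections onto real unit vectors at mutual angles $120^\circ$, and let $C_a=\frac23P_a$. This is a POVM. Suppose $\mathcal N\supset M$ is tracial with faithful $\tau$, and $(Q_a)$ is a PVM in $\mathcal N$ with $E_M(Q_a)=C_a$. Then $\tau((1-P_a)Q_a)=\tau((1-P_a)C_a)=0$, so $Q_a\le P_a$. Write $\mathcal N=M_2\otimes\mathcal N'$ with $\tau=\mathrm{tr}\otimes\tau'$. Then $Q_a=P_a\otimes q_a$ for a projection $q_a$, and $\tau(Q_a)=\tau(C_a)=\frac13$ gives $\tau'(q_a)=\frac23$. For $a\ne b$, $0=Q_aQ_b=P_aP_b\otimes q_aq_b$ and $P_aP_b\neq0$, so $q_aq_b=0$. But two projections of trace $\frac23$ cannot be orthogonal.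

Non-commutativity by itself is not the obstruction. The POVM $\frac12|0\rangle\langle0|,\frac12|1\rangle\langle1|,\frac12|+\rangle\langle+|,\frac12|-\rangle\langle-|$ does not commute, but it dilates exactly in $M_2\otimes\mathbb C^2$: with $f_0,f_1$ the minimal projections of $\mathbb C^2$, each of trace $\frac12$, take $|0\rangle\langle0|\otimes f_0$, $|1\rangle\langle1|\otimes f_0$, $|+\rangle\langle+|\otimes f_1$, $|-\rangle\langle-|\otimes f_1$. Still, the trine shows that no exact construction can work for all POVMs. Nor does Naimark's theorem help. It writes $C_a=pQ_ap$ with $p=1\otimes E_{11}$ in a matrix algebra over $M$, but the state $z\mapsto\tau(z_{11})$ on that larger algebra is not a trace.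

**What to aim for instead.** The referee never tests Alice's complete answer. He tests one label $\lambda_{xy}(a)$. So we may allow $E_M(Q_a)$ to be the POVM $C$ followed by a random change of the outcome, as long as this random change rarely alters any *single* label. The random change that Lemma 1 controls is "pass from $a'$ to $a$ with the joint law $\tau(C_{a'}C_a)$". In Case B this step resamples all $L$ bits, so it changes the complete answer almost surely, but it changes a given bit only with probability $2\varepsilon(1-\varepsilon)$. The next section builds a dilation whose error is exactly a random number of such steps.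

**How a dilation could arise.** Let $P=\mathbb C^S$ with minimal projections $q_a$. If $W$ is a unitary in a tracial extension containing both $M$ and $P$, then $Q_a=Wq_aW^*$ is a PVM. It is easy to find a *non-unitary* $x$ with $E_M(xq_ax^*)=C_a$: take $x=\sum_at_a^{-1/2}C_a^{1/2}c_aq_a$ with suitable "Gaussian" coefficients $c_a$. To get a unitary we take the polar part of $x$. The linear term of the polar part contributes a multiple of $C_a$, and the higher-order terms turn out to be further steps of the chain.

## 7. A unitary from an operator-valued circular element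

We recall the facts from free probability that are used.

**Definition (freeness).** Subalgebras of an algebra with trace $\tau$ are free if $\tau(z_1z_2\cdots z_n)=0$ whenever $\tau(z_i)=0$ for all $i$ and neighboring $z_i$ come from different subalgebras. For example, $z,z'$ from two free subalgebras satisfy $\tau(zz')=\tau(z)\tau(z')$: expand $\tau((z-\tau(z))(z'-\tau(z')))=0$. Algebras with faithful normal tracial states have a free product $M*P$ with a faithful normal tracial state that contains them as free subalgebras. Freeness *over* a common subalgebra $M$ is the same with $\tau$ replaced by $E_M$, and there is a tracial free product with amalgamation over $M$. The same expansion gives, for $z,z'$ from two subalgebras that are free over $M$,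
$$\tau(zz')=\tau(E_M(z)E_M(z')). \tag{10}$$

**Definition (semicircular and circular).** A self-adjoint $s$ is standard semicircular if its law is $d\sigma(s)=\frac1{2\pi}\sqrt{4-s^2}\,ds$ on $[-2,2]$. Its moments $m_n$ are determined by $m_0=1$, $m_1=0$ and $m_n=\sum_{j=0}^{n-2}m_jm_{n-2-j}$, so for instance $m_2=1$ and $m_4=2$. A free circular family is $c_a=(s_a+is'_a)/\sqrt2$ with all $s_a,s_a'$ free standard semicirculars. It generates the free group factor $L(\mathbb F_{2|S|})$ if $a\in S$.

**The pairing rule.** Let $(s_i)$ be free standard semicirculars, free from an algebra $D$. For elements $d_j\in D$,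
$$\tau(s_{i_1}d_1\cdots s_{i_n}d_n)=\sum_{\pi\in NC_2(n)}\ \prod_{(r,l)\in\pi}\delta_{i_ri_l}\ \tau_{K(\pi)}[d_1,\dots,d_n],$$
summed over non-crossing pairings, with $K(\pi)$ the Kreweras complement (Nica–Speicher, *Lectures on the Combinatorics of Free Probability*, Thm 14.4, with semicircular cumulants). Group the pairings by the partner $l$ of the first letter. The rest of $\pi$ is a non-crossing pairing of $\{2,\dots,l-1\}$ and one of $\{l+1,\dots,n\}$, and $K(\pi)$ does not connect $\{d_1,\dots,d_{l-1}\}$ with $\{d_l,\dots,d_n\}$. Summing over the two parts separately gives $\tau(d_1s_{i_2}\cdots d_{l-1})\,\tau(d_ls_{i_{l+1}}\cdots d_n)$. So for every monomial $Y$ in $D$ and the $s$'s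
$$\tau(s_iY)=\sum_{Y=Y's_iY''}\tau(Y')\,\tau(Y''). \tag{11}$$
(Equivalently: Voiculescu, *Free entropy V*, the conjugate variable of $s$ relative to a free algebra is $s$.) For example $\tau(s\,d\,s\,d')=\tau(d)\tau(d')$.

The right side of (11) is linear in a derivation that replaces an occurrence of $s_i$ by the tensor sign. For $c_a=(s_a+is_a')/\sqrt2$ the combination $\frac1{\sqrt2}(\partial_{s_a}+i\partial_{s'_a})$ of derivations gives $\frac12(1+i\cdot i)=0$ on $c_a$ and $\frac12(1+i\cdot(-i))=1$ on $c_a^*$. Hence, for monomials $Y$ in $D$, the $c$'s and the $c^*$'s,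
$$\tau(c_aY)=\sum_{Y=Y'c_a^*Y''}\tau(Y')\tau(Y''),\qquad \tau(c_a^*Y)=\sum_{Y=Y'c_aY''}\tau(Y')\tau(Y''). \tag{12}$$

**The weights.** For odd $n$ let
$$c_n=\tfrac2\pi(-1)^{(n-1)/2}\Bigl(\tfrac1n+\tfrac1{n+2}\Bigr),\qquad w_k=c_{2k+1}^2\ (k\ge0),\qquad c_n^2=\frac{16}{\pi^2}\frac{(n+1)^2}{n^2(n+2)^2}<\frac{16}{\pi^2n^2}. \tag{13}$$
(The numbers $c_n$ have integer indices, the circular elements $c_a$ have indices in $S$.)

**Proposition 2.** Let $\tau$ be a faithful normal tracial state on $M$, and $(C_a)_{a\in S}$ a finite POVM in $M$ with all $C_a\ne0$. Put $t_a=\tau(C_a)>0$ and let $T_{a'a}=\tau(C_{a'}C_a)/t_{a'}$, a stochastic matrix. There are a tracial extension $(\mathcal N,\tau)\supset(M,\tau)$ with $\tau$ faithful normal, and a PVM $(Q_a)_{a\in S}$ in $\mathcal N$, with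
$$E_M(Q_a)=\sum_{k\ge0}w_k\sum_{a'}(T^k)_{a'a}\,C_{a'},\qquad\sum_kw_k=1. \tag{14}$$

**Example.** If $(C_a)$ is a PVM, then $T$ is the identity and (14) says $E_M(Q_a)=C_a$. For the trine, $t_a=\frac13$, $\tau(C_aC_b)=\frac49\cdot\frac12\cdot\frac14=\frac1{18}$ for $a\ne b$ and $\tau(C_a^2)=\frac29$. So $T$ has $\frac23$ on the diagonal and $\frac16$ off it, that is, $T=\frac12\cdot1+\frac12U$ with $U$ the matrix with all entries $\frac13$. As $U^2=U$, $T^k=2^{-k}\cdot1+(1-2^{-k})U$. Since $\sum_{a'}C_{a'}=1$, (14) reads $E_M(Q_a)=\omega C_a+(1-\omega)\frac13$ with $\omega=\sum_kw_k2^{-k}\ge w_0=\frac{64}{9\pi^2}>0.72$.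

*Proof of Proposition 2.* The rows of $T$ sum to $\tau(C_{a'}\cdot1)/t_{a'}=1$.

**Step 1. Set up the operators.** Let $P=\mathbb C^S$ with minimal projections $q_a$ and trace $\tau(q_a)=t_a$. Let $\mathcal N=M*P*L(\mathbb F_{2|S|})$ be the tracial free product, the last factor generated by a free circular family $(c_a)_{a\in S}$. Rule (12) applies with $D$ the algebra generated by $M\cup P$. Define
$$\Phi:P\to M,\ \Phi(q_a)=C_a,\qquad \Phi^*:M\to P,\ \Phi^*(m)=\sum_at_a^{-1}\tau(C_am)\,q_a .$$
Both are positive and unital: $\sum_aC_a=1$ and $t_a^{-1}\tau(C_a)=1$. Put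
$$x=\sum_at_a^{-1/2}C_a^{1/2}c_aq_a\in\mathcal N,\qquad X=\begin{pmatrix}0&x\\x^*&0\end{pmatrix}\in M_2(\mathcal N).$$
Let $\mathfrak B=M\oplus P\subset M_2(\mathcal N)$ sit on the diagonal. With respect to the faithful trace $\frac12(\tau\oplus\tau)$ on $M_2(\mathcal N)$, the conditional expectation onto $\mathfrak B$ is $E(z)=(E_M(z_{11}),E_P(z_{22}))$. Here $E_P(Z)=\sum_at_a^{-1}\tau(q_aZ)q_a$. Let
$$\eta:\mathfrak B\to\mathfrak B,\qquad \eta(m,b)=(\Phi(b),\Phi^*(m)),\qquad \eta(1)=1 .$$

**Step 2. Lift the pairing rule from $\tau$ to $E$.** Claim 1: for every monomial $Y$ in $\mathfrak B$ and $X$,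
$$E(XY)=\sum_{Y=Y'XY''}\eta(E(Y'))\,E(Y''). \tag{15}$$
Let $Y=k_0Xk_1X\cdots Xk_r$ with $k_i=(m_i,b_i)$. A product of diagonal matrices and an odd number of $X$'s is off-diagonal, so $E$ of it is $0$. If $r$ is even, $XY$ has an odd number of $X$'s, and in each term on the right $Y'$ and $Y''$ contain $r-1$ of them in total, so one of the two contains an odd number. Both sides vanish.

Let $r$ be odd. The $(1,1)$ component of the left side is $E_M(xY_{21})$ with $Y_{21}=b_0x^*m_1x\,b_2x^*\cdots x^*m_r$. For $m\in M$, traciality and (12) give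
$$\tau(mxY_{21})=\sum_at_a^{-1/2}\,\tau(c_a\,q_aY_{21}mC_a^{1/2}).$$
The letter $c_a^*$ occurs in $Y_{21}$ only through the letters $x^*=\sum_{a'}t_{a'}^{-1/2}q_{a'}c_{a'}^*C_{a'}^{1/2}$, in the term $a'=a$. Hence
$$\tau(mxY_{21})=\sum_{Y_{21}=Y'x^*Y''}\ \sum_at_a^{-1}\,\tau(q_aY'q_a)\,\tau(C_a^{1/2}Y''mC_a^{1/2}).$$
Here $\tau(q_aY'q_a)=\tau(q_aY')$ and $\tau(C_a^{1/2}Y''mC_a^{1/2})=\tau(mC_aY'')$. Since $\Phi(E_P(Y'))=\sum_at_a^{-1}\tau(q_aY')C_a$,
$$\tau(mxY_{21})=\sum_{Y_{21}=Y'x^*Y''}\tau\bigl(m\,\Phi(E_P(Y'))\,E_M(Y'')\bigr).$$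
The letters $x^*$ of $Y_{21}$ are the $X$'s in odd positions of $Y$. At even positions $Y'$ has an odd number of $X$'s, so $E(Y')=0$. As $m$ is arbitrary, this is the $(1,1)$ component of (15).

For the $(2,2)$ component let $Y_{12}=m_0x\,b_1x^*m_2\cdots x\,b_r$ and $b\in P$. The second formula in (12) gives
$$\tau(bx^*Y_{12})=\sum_at_a^{-1/2}\tau(c_a^*\,C_a^{1/2}Y_{12}bq_a)=\sum_{Y_{12}=Y'xY''}\sum_at_a^{-1}\,\tau(C_aY')\,\tau(q_aY''b),$$
which is $\sum\tau\bigl(b\,\Phi^*(E_M(Y'))\,E_P(Y'')\bigr)$, as required.

**Step 3. Find the law of $X$.** Claim 2: $E(X^n)=m_n\cdot1$, so $X$ is standard semicircular for $\frac12(\tau\oplus\tau)$. Indeed $E(1)=1$ and $E(X)=0$, and (15) with $Y=X^{n-1}$ gives $E(X^n)=\sum_{j=0}^{n-2}\eta(E(X^j))E(X^{n-2-j})$. If the lower moments are scalars, $\eta$ fixes them because $\eta(1)=1$. This is the recursion of the semicircle moments. Moments determine the law, as $X$ is bounded. This is the point where the normalization $\Phi^*(1)=1$, i.e. the factor $t_a^{-1/2}$ in $x$, is used.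

**Step 4. Diagonalize $k\mapsto E(\,\cdot\,k\,\cdot\,)$.** Let $U_{-1}=0$, $U_0=1$, $U_{n+1}(s)=sU_n(s)-U_{n-1}(s)$ be the Chebyshev polynomials, $U_n(2\cos\phi)=\sin((n+1)\phi)/\sin\phi$. They are orthonormal and complete in $L^2(\sigma)$. Claim 3: for $k\in\mathfrak B$, with arguments $X$ suppressed,
$$E(U_n\,k\,U_m)=\delta_{nm}\,\eta^n(k). \tag{16}$$
From $\sum_nU_n(s)z^n=(1-sz+z^2)^{-1}$,
$$\sum_n\frac{U_n(s)-U_n(t)}{s-t}z^n=\frac{z}{(1-sz+z^2)(1-tz+z^2)},\quad\text{so}\quad\frac{U_n(s)-U_n(t)}{s-t}=\sum_{j=0}^{n-1}U_j(s)U_{n-1-j}(t).$$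
This is what one gets by deleting one letter $X$ from $U_n(X)$ in all ways, since for $X^n$ this produces $\sum_jX^j\otimes X^{n-1-j}$. So (15), extended linearly to $Y=U_nkU_m$, reads
$$E(XU_nkU_m)=\sum_{j<n}\eta(E(U_j))\,E(U_{n-1-j}kU_m)+\sum_{j<m}\eta(E(U_nkU_j))\,E(U_{m-1-j}).$$
By Claim 2, $E(U_j)=\int U_j\,d\sigma=\delta_{j0}$, so only $j=0$ in the first sum and $j=m-1$ in the second survive:
$$E(XU_nkU_m)=E(U_{n-1}kU_m)+\eta(E(U_nkU_{m-1})).$$
Since $XU_n=U_{n+1}+U_{n-1}$, we get $E(U_{n+1}kU_m)=\eta(E(U_nkU_{m-1}))$, which is $0$ if $m=0$. Together with $E(U_0kU_m)=kE(U_m)=\delta_{m0}k$, induction on $n$ proves (16). The case $n=m=1$ is the promised $E_M(xq_ax^*)=C_a$.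

**Step 5. Take the polar part.** The law $\sigma$ has no atom at $0$ and the trace is faithful, so $\mathsf S=\mathrm{sgn}(X)$ is a self-adjoint unitary. Conjugation by $\mathrm{diag}(1,-1)$ maps $X$ to $-X$, hence $\mathsf S$ to $-\mathsf S$. So
$$\mathsf S=\begin{pmatrix}0&W\\W^*&0\end{pmatrix},\qquad W\in\mathcal N\ \text{unitary},$$
unitarity coming from $\mathsf S^2=1$. In $L^2$ we have $\mathsf S=\sum_nc_nU_n(X)$ with $c_n=\int\mathrm{sgn}\cdot U_n\,d\sigma$. To compute $c_n$ put $s=2\cos\phi$, so $d\sigma=\frac2\pi\sin^2\phi\,d\phi$ on $[0,\pi]$. Under $\phi\mapsto\pi-\phi$, $\sin((n+1)\phi)$ is multiplied by $(-1)^n$. So $c_n=0$ for even $n$, and for odd $n$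
$$c_n=\tfrac4\pi\int_0^{\pi/2}\sin((n+1)\phi)\sin\phi\,d\phi=\tfrac2\pi\Bigl[\tfrac{\sin(n\pi/2)}n-\tfrac{\sin((n+2)\pi/2)}{n+2}\Bigr].$$
As $\sin(n\pi/2)=(-1)^{(n-1)/2}=-\sin((n+2)\pi/2)$, this agrees with (13). Parseval gives $\sum_kw_k=\sum_nc_n^2=\int\mathrm{sgn}^2\,d\sigma=1$.

**Step 6. Read off the conditional expectation.** Let $\mathsf S_R=\sum_{n\le R}c_nU_n(X)$. Then $\mathsf S_R\to\mathsf S$ in $L^2$, so $\mathsf S_Rk\mathsf S_R\to\mathsf Sk\mathsf S$ in $L^1$, and $E$ is contractive in $L^1$. By (16),
$$E(\mathsf Sk\mathsf S)=\sum_nc_n^2\,\eta^n(k).$$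
Set $Q_a=Wq_aW^*$, a PVM in $\mathcal N$. For $k=(0,q_a)$ the $(1,1)$ entry of $\mathsf Sk\mathsf S$ is $Q_a$. For $n=2k+1$ the $M$-component of $\eta^n(0,q_a)$ is $\Phi(\Phi^*\Phi)^k(q_a)$. Therefore
$$E_M(Q_a)=\sum_{k\ge0}w_k\,\Phi(\Phi^*\Phi)^k(q_a).$$
Finally $\Phi^*\Phi(q_a)=\sum_{a'}t_{a'}^{-1}\tau(C_{a'}C_a)q_{a'}=\sum_{a'}T_{a'a}q_{a'}$, so by induction $(\Phi^*\Phi)^k(q_a)=\sum_{a'}(T^k)_{a'a}q_{a'}$. Applying $\Phi$ gives (14). $\blacksquare$

## 8. Labels along the random walk: proof of Theorem 1

**Step 1. Dilate all measurements together.** Take $M,C^x,D^y$ from Proposition 1. Apply Proposition 2 to each $C^x$ and each $D^y$. Zero elements are dropped first and are given the zero projection. This yields extensions $\mathcal N_x,\mathcal N_y\supset M$, PVMs $Q^x$, $R^y$, and chains $T_x$, $T'_y$. Let $\mathcal N$ be the tracial free product of all $\mathcal N_x,\mathcal N_y$ with amalgamation over $M$. By (10) and (14), the tracial correlation $\tilde p(a,b|x,y)=\tau(Q^x_aR^y_b)$ equals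
$$\tilde p(a,b|x,y)=\sum_{k,k'}w_kw_{k'}\sum_{a',b'}\tau(C^x_{a'}D^y_{b'})\,(T_x^k)_{a'a}\,(T_y'^{\,k'})_{b'b}. \tag{17}$$

**Step 2. Read (17) as a random walk.** Draw $k,k'$ independently from $w$. Draw $(a_0,b_0)$ with law $\tau(C^x_{a'}D^y_{b'})$. Run the chain $T_x$ from $a_0$ and the chain $T'_y$ from $b_0$ independently. Then $\tilde p(\cdot,\cdot|x,y)$ is the law of $(a_k,b_{k'})$.

**Step 3. Bound the probability that a label changes.** Fix $(x,y)$ and $t=t_{xy}$ as in (2). The law of $a_0$ is $\sum_{b'}\tau(C^x_{a'}D^y_{b'})=t_{a'}$. It is stationary, because $\sum_{a'}t_{a'}T_{a'a}=\tau(C^x_a)=t_a$. So for every $i$ the pair $(a_{i-1},a_i)$ has law $\tau(C^x_{a'}C^x_a)$, and by Lemma 1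
$$\Pr[\lambda_{xy}(a_i)\ne\lambda_{xy}(a_{i-1})]\le1-\sum_{b\in B}\tau((C^{xy}_b)^2)\le2t,\qquad \Pr[b_j\ne b_{j-1}]=1-\sum_b\tau((D^y_b)^2)\le2t .$$
This is where $L$ disappears: the bound concerns the one label at $y$, however long the answer $a$ is.

If $\lambda_{xy}(a_0)=b_0$ and neither the label $\lambda_{xy}(a_i)$ nor $b_j$ ever changes along the walks, then $\lambda_{xy}(a_k)=b_{k'}$ and the players win. The first event fails with probability $t$. So the loss on $(x,y)$ is at most
$$G(t):=\sum_{k,k'}w_kw_{k'}\min\bigl(1,(1+2k+2k')t\bigr)\le2g(t),\qquad g(t)=\sum_{n\ \mathrm{odd}}c_n^2\min(1,nt). \tag{18}$$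
For the inequality, $(1+2k+2k')t\le(2k+1)t+(2k'+1)t$ and $\min(1,u+v)\le\min(1,u)+\min(1,v)$.

**Step 4. Average over the questions.** The function $G$ is concave and nondecreasing, being a sum of such functions. By Proposition 1, $t_{xy}\le\varepsilon_{xy}+2\sqrt{\varepsilon_{xy}}$. Concavity of the square root gives $\sum\pi(x,y)t_{xy}\le\bar t:=\varepsilon+2\sqrt\varepsilon$, and Jensen for $G$ bounds the total loss of $\tilde p$ by $G(\bar t)$.

**Step 5. Estimate $g$.** The mean number of steps is infinite, since $c_n^2\sim\frac{16}{\pi^2n^2}$, so we must use the minimum in (18). Let $0<t\le1$. For odd $n\ge3$, $\frac1n\le\frac12\int_{n-2}^n\frac{ds}s$. Hence $\sum_{n\ \mathrm{odd},\,n\le1/t}\frac1n\le1+\frac12\log\frac1t$. If $n_0$ is the least odd integer $>1/t$, then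
$$\sum_{n\ \mathrm{odd},\ n>1/t}\frac1{n^2}\le\frac1{n_0^2}+\frac12\int_{n_0}^\infty\frac{ds}{s^2}=\frac1{n_0^2}+\frac1{2n_0}\le\frac3{2n_0}\le\frac32t .$$
With $c_n^2<\frac{16}{\pi^2n^2}$ this gives
$$g(t)<\frac{16}{\pi^2}\,t\Bigl(1+\tfrac12\log\tfrac1t+\tfrac32\Bigr)=\frac8{\pi^2}\,t\Bigl(5+\log\tfrac1t\Bigr). \tag{19}$$

**Step 6. Conclude.** If $\varepsilon=0$, the loss is at most $G(0)=0$. Let $0<\varepsilon\le\frac19$. Then $\bar t\le3\sqrt\varepsilon\le1$. The function $t(5+\log\frac1t)$ has derivative $4+\log\frac1t>0$ on $(0,1]$. So by (18) and (19) the loss is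
$$\le2g(\bar t)<\frac{48}{\pi^2}\sqrt\varepsilon\,\Bigl(5-\log3+\tfrac12\log\tfrac1\varepsilon\Bigr)\le\sqrt\varepsilon\,\Bigl(19+\tfrac52\log\tfrac1\varepsilon\Bigr). \tag{20}$$
Numerically $\frac{48}{\pi^2}(5-\log3)<18.98$ and $\frac{24}{\pi^2}<2.44$. If $\varepsilon>\frac19$, then $19\sqrt\varepsilon>1$, so $f(\varepsilon)=1$ and there is nothing to prove. This proves Theorem 1. Since $f(\varepsilon)\to0$ and $f$ does not depend on the game, the problem is answered in the affirmative: the dependence on $L$ can be removed. $\blacksquare$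

## 9. Matrix approximation: proof of Theorem 2

Let $\dim H<\infty$. By Section 4 and Step 5 of Section 5, Proposition 1 holds with the finite-dimensional algebra $M=\bigoplus_je_jNe_j$.

**Case $\varepsilon>0$.** If $f(\varepsilon)=1$ there is nothing to prove. Otherwise $\varepsilon\le\frac19$, and by (20) the correlation $\tilde p$ of Section 8 has loss *strictly* less than $f(\varepsilon)$. So it suffices to approximate $\tilde p$ by finite-dimensional tracial correlations. Let $i$ run over all questions of both players, with outcome sets $S_i$ after dropping zeros. Since $(M*B_1)*_M(M*B_2)=M*B_1*B_2$, the algebra of Section 8 is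
$$\mathcal N=M*\bigl(*_i(\mathbb C^{S_i}*L(\mathbb F_{2|S_i|}))\bigr).$$
A tracial von Neumann algebra is Connes-embeddable if it embeds, preserving the trace, in a tracial ultraproduct of matrix algebras $M_n(\mathbb C)$. All factors above are Connes-embeddable, and free products of Connes-embeddable algebras are Connes-embeddable (Voiculescu; Brown–Dykema–Jung, *Free entropy dimension in amalgamated free products*, Math. Proc. Camb. Phil. Soc. 2008). So we may regard the $Q^x_a,R^y_b$ as elements of such an ultraproduct.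

It remains to lift a PVM $(Q_1,\dots,Q_m)$ in the ultraproduct to PVMs in the matrix algebras. Let $z=\sum_jjQ_j$, represented by a bounded sequence of self-adjoint matrices $z_n$. Let $1_j$ be the indicator of $[j-\frac12,j+\frac12)$, with $1_1$ extended to everything below and $1_m$ to everything above. Let $\ell_j$ be the polynomial of degree $<m$ with $\ell_j(i)=\delta_{ij}$ for $1\le i\le m$. On a bounded interval, $|1_j(s)-\ell_j(s)|^2\le K\prod_{i=1}^m(s-i)^2$ for some constant $K$. Near an integer $i$ the left side is $O((s-i)^2)$, and away from the integers $1,\dots,m$ the product is bounded below. So the PVMs $(1_j(z_n))_j$ satisfy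
$$\|1_j(z_n)-\ell_j(z_n)\|_2^2\le K\,\mathrm{tr}_n\Bigl(\prod_i(z_n-i)^2\Bigr)\longrightarrow K\,\tau\Bigl(\prod_i(z-i)^2\Bigr)=0$$
along the ultrafilter, and $\ell_j(z_n)$ represents $\ell_j(z)=Q_j$. Hence $\tilde p$ is a limit of correlations $\mathrm{tr}_n(Q^x_aR^y_b)$ with PVMs in $M_n(\mathbb C)$. The loss is a continuous function of the correlation, so one of these finite-dimensional tracial correlations loses at most $f(\varepsilon)$.

**Case $\varepsilon=0$.** Now $f(0)=0$ and no approximation is allowed. For $\pi(x,y)>0$ we have $\varepsilon_{xy}=0$, so $t_{xy}=0$ by Proposition 1. Lemma 2 gives PVMs in the finite-dimensional $M$ that win perfectly. $\blacksquare$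

## 10. A ladder with magic squares: proof of Theorem 3

The loss $\sqrt\varepsilon$ is not an artifact. In a non-tracial state the weights $h_i$ of levels $i=1,\dots,N$ can vary slowly. If the game asks for a reflection that swaps neighboring levels, the loss is of the order of $\sum(\sqrt{h_{i+1}}-\sqrt{h_i})^2$, which can be as small as $1/N^2$. In a trace, a unitary that nearly carries the projection $e_i$ to $e_{i+1}$ forces $\tau(e_i)\approx\tau(e_{i+1})$, with an error *linear* in the loss. If the chain of levels must start and end at weight $0$, the total variation is at least $2/N$, so the loss is at least of order $1/N$. The game below forces these swaps.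

**The game.** Let $N\ge2$ be even and $\Sigma=\{0,1,\dots,N\}$. Call a variable binary if every constraint on it demands a value in $\{0,1\}$, read as $+1,-1$. The variables are $K,K_1,K_2$, binary $r,u,v$, and $7$ further binary variables for each of two magic squares. There are $15$ constraints, asked uniformly:

* $c_0$ on $\{K,K_1,K_2,r\}$: $1\le K\le N$, $K_1=\lfloor K/2\rfloor$, $K_2=\lfloor(K+1)/2\rfloor$, $r=(-1)^K$.
* $c_1$ on $\{K_1,u\}$: $u$ is binary. $c_2$ on $\{K_2,v\}$: $v$ is binary.
* Six constraints for a magic square $(X_{ij})_{i,j\le3}$ of binary variables with $X_{11}=u$, $X_{22}=r$: each row product is $1$, and the column products are $1,1,-1$.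
* Six constraints of the same form for a second square with $X_{11}=v$, $X_{22}=r$.

All contexts have size at most $4$.

**Step 1. A quantum strategy losing at most $5/N^2$.** Each player has $\mathbb C^{N+2}\otimes\mathbb C^2$ with levels $i=0,\dots,N+1$. Let
$$\sqrt{h_i}=\sqrt{\tfrac2{N+1}}\,\sin\tfrac{\pi i}{N+1},\qquad h=\mathrm{diag}(h_i),\qquad \psi=\sum_i\sqrt{h_i}\,|ii\rangle\otimes\tfrac{|00\rangle+|11\rangle}{\sqrt2}.$$
Here $\sum_ih_i=1$ and $h_0=h_{N+1}=0$. Let $r=\mathrm{diag}((-1)^i)$. Let $u$ swap the pairs $\{0,1\},\{2,3\},\dots,\{N,N+1\}$, and let $v$ swap $\{1,2\},\dots,\{N-1,N\}$ and $\{0,N+1\}$. Each pair contains one even and one odd level, so $u$ and $v$ anticommute with $r$. Let $K_1$ measure $\lfloor i/2\rfloor$, and let $K_2$ measure $\lfloor(i+1)/2\rfloor$ for $1\le i\le N$ and $0$ for $i\in\{0,N+1\}$. These are constant on the pairs of $u$, respectively $v$, so they commute with $u$, respectively $v$. Let $K$ measure $i$, with an arbitrary value for $i=0,N+1$, which have probability $0$. With the Pauli matrices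 (here $X$, $Z$ inside the square) use
$$\begin{matrix}u\otimes1&1\otimes X&u\otimes X\\1\otimes Z&r\otimes1&r\otimes Z\\u\otimes Z&r\otimes X&ur\otimes ZX\end{matrix}$$
Since $ru=-ur$ and $XZ=-ZX$, all entries are real symmetric with square $1$. For the corner entry, transposition and squaring each produce two signs that cancel. In each row and column the entries commute. The first two rows and columns have product $1$. The third row gives $urur\otimes ZXZX=(-1)(-1)=1$, and the third column gives $urur\otimes XZZX=-1$. The second square uses $v$ in place of $u$.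

Alice measures the commuting observables of her constraint. Her answer satisfies it with probability $1$. Bob measures the transpose of the observable of his variable. With $\rho=h\otimes\frac12$ one has $\langle\psi,O\otimes O'^{\mathsf T}\psi\rangle=\mathrm{Tr}(\rho^{1/2}O\rho^{1/2}O')$. So for a reflection $O$ the loss is
$$\tfrac12\bigl(1-\mathrm{Tr}(\rho^{1/2}O\rho^{1/2}O)\bigr)=\tfrac14\|[O,\rho^{1/2}]\|_{HS}^2 .$$
This is $0$ for the entries that do not involve $u$ or $v$. The diagonal measurements $K,K_1,K_2,r$ never lose. For $O=u\otimes1,u\otimes X,u\otimes Z$ or $ur\otimes ZX$ the loss is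
$$\tfrac14\|[u,h^{1/2}]\|_{HS}^2=\tfrac12\sum_{\text{pairs }\{i,j\}}(\sqrt{h_i}-\sqrt{h_j})^2\le\tfrac12\sum_{i=0}^N(\sqrt{h_{i+1}}-\sqrt{h_i})^2 ,$$
since each pair contributes two matrix entries and $r$ commutes with $h$. The same bound holds for $v$, whose pair $\{0,N+1\}$ contributes $0$. With $\phi_i=\sqrt{h_i}$ we have $\phi_{i-1}+\phi_{i+1}=2\cos\frac\pi{N+1}\,\phi_i$ for $1\le i\le N$. So
$$\tfrac12\sum_{i=0}^N(\phi_{i+1}-\phi_i)^2=1-\sum_{i=0}^N\phi_i\phi_{i+1}=1-\tfrac12\sum_{i=1}^N\phi_i(\phi_{i-1}+\phi_{i+1})=1-\cos\tfrac\pi{N+1}\le\tfrac{\pi^2}{2(N+1)^2}<\tfrac5{N^2}.$$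

**Step 2. Normalize a tracial correlation.** Let a tracial correlation lose with probability $\delta$. Reassign Alice's unsatisfying outcomes to a fixed satisfying one, and Bob's non-binary outcomes for binary variables to $0$. These outcomes always lost, so the loss does not increase, and PVMs stay PVMs. Each pair (constraint, variable of its context) has probability at least $\frac1{15}\cdot\frac14=\frac1{60}$. So on each pair the loss is at most $60\delta$, and Alice's and Bob's PVMs $(A_b),(B_b)$ for the variable satisfy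
$$\sum_b\|A_b-B_b\|_2^2=2-2\sum_b\tau(A_bB_b)\le\kappa:=120\,\delta .$$
For a binary variable the reflections $a=A_0-A_1$, $b=B_0-B_1$ satisfy $\|a-b\|_2^2=4\|A_0-B_0\|_2^2=2\sum_b\|A_b-B_b\|_2^2\le2\kappa$. Let $U,R,X_{ij}$ denote *Bob's* reflections, so $X_{11}=U$, $X_{22}=R$ in the first square.

**Step 3. The magic square forces $U$ and $R$ almost to anticommute.** In each row and column Alice's three reflections commute and have the exact product. Replacing them one at a time by Bob's shows that, *in any order*, Bob's triple product is within $\rho_0:=3\sqrt{2\kappa}$ of $\pm1$ in $\|\cdot\|_2$. Start from $X_{13}X_{23}X_{33}\approx-1$ and make the replacements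
$$X_{13}\to X_{11}X_{12},\quad X_{23}\to X_{22}X_{21},\quad X_{33}\to X_{31}X_{32},\quad X_{31}\to X_{21}X_{11},\quad X_{32}\to X_{22}X_{12}.$$
Each costs at most $\rho_0$, and $X_{21}X_{21}=1$ cancels in the middle. So $\|X_{11}X_{12}X_{22}X_{11}X_{22}X_{12}+1\|_2\le6\rho_0$. Multiplying by $X_{12}X_{11}$ on the left and $X_{12}$ on the right,
$$\|X_{22}X_{11}X_{22}+X_{12}X_{11}X_{12}\|_2\le6\rho_0 .$$
Both $X_{11}X_{12}$ and $X_{12}X_{11}$ are within $\rho_0$ of $X_{13}$, so $\|X_{12}X_{11}X_{12}-X_{11}\|_2\le2\rho_0$. Hence $\|RUR+U\|_2\le8\rho_0$, and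
$$\|URU+R\|_2=\|UR+RU\|_2=\|RUR+U\|_2\le8\rho_0=24\sqrt{2\kappa}.$$

**Step 4. Conjugation by $u$ nearly swaps neighboring levels.** From Alice's PVM for $c_0$ let $e_i$ be the projection for $K=i$, $1\le i\le N$, and put $e_0=e_{N+1}=0$. Since her answers satisfy $c_0$, the outcome $K_1=j$ has projection $f_j=e_{2j}+e_{2j+1}$ ($0\le j\le N/2$), and her reflection for $r$ is $r_0=\sum_i(-1)^ie_i$. With $p=(1+r_0)/2$ we have $e_{2j}=f_jp$ and $e_{2j+1}=f_j(1-p)$. From Alice's PVM for $c_1$ let $g_j$ be the projection for $K_1=j$ and $u_1$ the reflection for $u$, so $[g_j,u_1]=0$. Comparing both with Bob's $K_1$, respectively $u$ and $r$,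
$$\sum_j\|f_j-g_j\|_2^2\le(2\sqrt\kappa)^2=4\kappa,\qquad\|u_1-U\|_2,\ \|r_0-R\|_2\le\sqrt{2\kappa} .$$
Four replacements turn Step 3 into $\|u_1r_0u_1+r_0\|_2\le28\sqrt{2\kappa}$. Now
$$u_1e_{2j}u_1-e_{2j+1}=(u_1f_ju_1-f_j)\,u_1pu_1+f_j\,\bigl(u_1pu_1-(1-p)\bigr),$$
$$u_1f_ju_1-f_j=u_1(f_j-g_j)u_1-(f_j-g_j),\qquad u_1pu_1-(1-p)=\tfrac12(u_1r_0u_1+r_0).$$
The first terms have squared norms summing to at most $4\cdot4\kappa$. The second terms have squared norms summing to at most $\|\frac12(u_1r_0u_1+r_0)\|_2^2\le\frac14\cdot1568\kappa$, because the $f_j$ are orthogonal projections. Hence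
$$\sum_{j=0}^{N/2}\|u_1e_{2j}u_1-e_{2j+1}\|_2^2\le2\cdot16\kappa+2\cdot392\kappa=816\,\kappa .$$

**Step 5. Compare traces.** For projections $q,q'$, $\tau(qq')\le\min(\tau(q),\tau(q'))$ gives
$$\|q-q'\|_2^2=\tau(q)+\tau(q')-2\tau(qq')\ge|\tau(q)-\tau(q')| .$$
With $\tau_i=\tau(e_i)$, Step 4 yields $\sum_{j=0}^{N/2}|\tau_{2j}-\tau_{2j+1}|\le816\kappa$. The same argument with $v$, $K_2$, $c_2$ and the second square applies to $e_{2j-1}+e_{2j}$, the projection for $K_2=j$. Here $e_{2j}=(e_{2j-1}+e_{2j})p$. It gives $\sum_{j=1}^{N/2}|\tau_{2j-1}-\tau_{2j}|\le816\kappa$. So the total variation of $(0,\tau_1,\dots,\tau_N,0)$ is at most $1632\kappa$. On the other hand it is at least $2\max_i\tau_i\ge\frac2N$, because $\sum_i\tau_i=1$. With $\kappa=120\delta$,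
$$\delta\ \ge\ \frac{2}{1632\cdot120\,N}=\frac1{97920\,N}. \tag{21}$$

**Step 6. Choose $N$.** Given $\varepsilon\in(0,1]$, let $N$ be the least even integer $\ge\sqrt{5/\varepsilon}$. As $2\le\sqrt5\le\sqrt{5/\varepsilon}$, we have $N\le\sqrt{5/\varepsilon}+2\le2\sqrt{5/\varepsilon}$. The strategy of Step 1 loses at most $5/N^2\le\varepsilon$. Every constraint has an unsatisfying assignment, since some variable in its context is binary and the alphabet contains the value $2$. So there is also a strategy that always loses. A mixture of the two, realized with shared randomness in finite dimension, is a quantum correlation that wins with probability exactly $1-\varepsilon$. By (21) every tracial correlation loses at least $\frac1{97920N}$, so any $f$ with the property of the problem satisfies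
$$f(\varepsilon)\ \ge\ \frac1{97920\,N}\ \ge\ \frac{\sqrt\varepsilon}{97920\cdot2\sqrt5}\ \ge\ 2\cdot10^{-6}\sqrt\varepsilon .\qquad\blacksquare$$
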